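# Universality of symmetric quantum circuits for a finite permutation group

## 1. Permutation actions, symmetric unitaries, layered circuits

Throughout, $\Gamma$ is a finite group with identity $1$, acting by permutations on a finite set $X$ with $|X|=n$. There is one input qubit for each element of $X$. Pauli matrices and the Hadamard gate are written $\mathsf X,\mathsf Y,\mathsf Z,\mathsf H$, so that they are not confused with sets and groups. The star denotes the adjoint.

**Definition (action on strings and on states).** If $V$ is a finite $\Gamma$-set of wires, $\Gamma$ acts on bit strings $v\in\{0,1\}^V$ by $(\sigma v)_w=v_{\sigma^{-1}w}$, and on states by $P_\sigma|v\rangle=|\sigma v\rangle$.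

In words, $P_\sigma$ moves the content of wire $w$ to wire $\sigma w$. So $P_\sigma \mathsf Z_wP_\sigma^{-1}=\mathsf Z_{\sigma w}$, and in general conjugating a gate by $P_\sigma$ moves its wires by $\sigma$. The opposite convention replaces $P_\sigma$ by $P_{\sigma^{-1}}$ and changes nothing below.

*Example.* Let $\mathcal C_3=\{1,\kappa,\kappa^2\}$ act on $\{1,2,3\}$ by $\kappa(i)=i+1$ modulo $3$. Then $\kappa(100)=010$, and the orbits on $\{0,1\}^3$ are the four weight classes $\{000\}$, $\{100,010,001\}$, $\{110,011,101\}$, $\{111\}$.

**Definition (symmetric unitary).** A unitary $U$ on the input qubits is $\Gamma$-symmetric if $P_\sigma UP_\sigma^{-1}=U$ for all $\sigma\in\Gamma$.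

*Example.* The cyclic shift $P_\kappa$ is $\mathcal C_3$-symmetric because $\mathcal C_3$ is abelian. It is not $\mathcal S_3$-symmetric: for a transposition $\tau$ we have $P_\tau P_\kappa P_\tau^{-1}=P_{\tau\kappa\tau^{-1}}=P_{\kappa^{-1}}\neq P_\kappa$.

It is worth knowing how large these sets are. An operator commutes with all $P_\sigma$ if and only if its matrix entries are constant on the $\Gamma$-orbits of pairs $(x,z)$ of strings. Its commutant therefore has dimension equal to the number of such orbits, which Burnside's lemma computes as the average of (number of fixed strings)$^2$. For $\mathcal C_3$ on three qubits this is $(64+2\cdot 4)/3=24$. For $\mathcal S_3$ it is $(64+3\cdot16+2\cdot4)/6=20$.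

**Definition (gates and circuits).** A circuit has wire set $X\cup A$, where $A$ is a finite set of ancilla qubits initialized to $|0\rangle$. The gates are:

1. an arbitrary $u\in U(2)$ applied to one wire;
2. a threshold gate $\mathrm{Th}^m_t$ ($m\ge1$, $t\ge0$ integers), with an *unordered* set $S$ of $m$ control wires and a target $r\notin S$, acting as $|x_S\rangle|b\rangle_r\mapsto|x_S\rangle\big|b\oplus[\sum_{s\in S}x_s\ge t]\big\rangle_r$.

A circuit $C$ is a finite sequence of layers $L_1,\dots,L_d$. Each layer is a finite set of gates acting on pairwise disjoint sets of wires, and $C$ is the product of its layers in order.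

*Example.* $\mathrm{Th}^1_1$ is CNOT, so the gate set is exactly universal. $\mathrm{Th}^2_1$ flips the target by the OR of two controls and $\mathrm{Th}^2_2$ by their AND. Performing both flips the target by $(x\text{ or }y)\oplus(x\text{ and }y)=x\oplus y$. This small identity will return.

**Definition (implementation).** $C$ implements $U$ if there is a phase $\theta$ with $C(|\psi\rangle\otimes|0\cdots0\rangle_A)=e^{i\theta}(U|\psi\rangle)\otimes|0\cdots0\rangle_A$ for all $|\psi\rangle$. This is exact implementation, up to a global phase, with ancillas returned to $|0\rangle$.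

*Example.* With one input and one ancilla $a$, the circuit $\mathrm{CNOT}_{1\to a}$, then $e^{i\theta\mathsf Z}$ on $a$, then $\mathrm{CNOT}_{1\to a}$, implements $e^{i\theta\mathsf Z}$ on the input.

**Definition (symmetric circuit).** $C$ is $\Gamma$-symmetric if for every $\sigma\in\Gamma$ there is a bijection $\pi_\sigma$ of $X\cup A$ that agrees with $\sigma$ on $X$ and maps every layer to itself, preserving gate types and wire roles. A gate $u$ on $w$ in $L_i$ goes to the same $u$ on $\pi_\sigma(w)$, again in $L_i$. A gate $\mathrm{Th}^m_t$ in $L_i$ with controls $S$ and target $r$ goes to a gate $\mathrm{Th}^m_t$ of $L_i$ with controls $\pi_\sigma(S)$ and target $\pi_\sigma(r)$.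

*Example.* For $\mathcal C_3$, take ancillas $a_1,a_2,a_3$ and $\pi_\kappa:i\mapsto i+1,\ a_i\mapsto a_{i+1}$. The layer $\{\mathrm{CNOT}_{i\to a_i}:i=1,2,3\}$ is mapped to itself. By contrast, $\mathrm{CNOT}_{1\to2}$ can lie in no layer of a $\mathcal C_3$-symmetric circuit. Its image under $\pi_\kappa$ is $\mathrm{CNOT}_{2\to3}$, which would have to be in the same layer but shares wire $2$ with it.

**Definition (stabilizers, semiregular and regular actions).** $\Gamma_x=\{\sigma:\sigma x=x\}$ is the stabilizer of $x$. An action is free, or semiregular, if all stabilizers are trivial. The effective quotient of $\Gamma$ is $\Gamma/N$, where $N$ is the kernel of the action. The left regular action is $\Gamma$ acting on the set $\Gamma$ by $g\mapsto\sigma g$.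

*Example.* $\mathcal C_3$ acts freely on $\{1,2,3\}$. For $n\ge3$, $\mathcal S_n$ acts faithfully but not freely on $\{1,\dots,n\}$, and the stabilizers of $1$ and $2$ differ.

**Definition (skeleton).** A circuit skeleton is a wire set, a number of layers, and the positions and types of all gates, where for some single-qubit gates only the form $e^{i\theta\mathsf Z}$, $e^{i\theta\mathsf X}$ or $e^{i\theta}I$ is fixed and the angle $\theta$ is left open.

*Example.* "CNOT from $1$ to $a$, then $e^{i\theta\mathsf Z}$ on $a$, then CNOT from $1$ to $a$" is one skeleton that serves all the unitaries $e^{i\theta\mathsf Z}$.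

**Definition (generated Lie algebra).** The real Lie algebra generated by skew-Hermitian matrices $H_1,\dots,H_k$ is the smallest real vector space of matrices that contains them and is closed under $[A,B]=AB-BA$.

*Example.* $i\mathsf X$ and $i\mathsf Z$ generate $\mathfrak{su}(2)$, since $[i\mathsf X,i\mathsf Z]=2i\mathsf Y$.

**Definition (covariant channel, dilation).** A channel $\mathcal E$ (a completely positive trace-preserving map) on the input qubits is $\Gamma$-covariant if $\mathcal E(P_\sigma\rho P_\sigma^*)=P_\sigma\mathcal E(\rho)P_\sigma^*$ for all $\sigma$. A Stinespring dilation is an isometry $W:\mathcal H\to\mathcal H\otimes\mathcal F$ with $\mathcal E(\rho)=\mathrm{Tr}_{\mathcal F}W\rho W^*$. It is minimal if $\dim\mathcal F$ is as small as possible. We use the textbook fact that two minimal dilations $W,\widetilde W$ of one channel with the same space $\mathcal F$ satisfy $\widetilde W=(1\otimes\tau)W$ for exactly one unitary $\tau$ on $\mathcal F$.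

*Example.* For $n\ge1$, $\mathcal E(\rho)=\frac1n\sum_{w\in X}\mathsf Z_w\rho\mathsf Z_w$ is covariant for every $\Gamma$, because $P_\sigma\mathsf Z_wP_\sigma^*=\mathsf Z_{\sigma w}$. On one qubit, $\rho\mapsto\frac12(\rho+\mathsf Z\rho\mathsf Z)$ has the minimal dilation $W\psi=\frac1{\sqrt2}(\psi\otimes|0\rangle+\mathsf Z\psi\otimes|1\rangle)$.

## 2. Universality of symmetric circuits: statements

One direction relating the two notions of symmetry is immediate.

**Proposition 0.** If a $\Gamma$-symmetric circuit implements $U$, then $U$ is $\Gamma$-symmetric.

*Proof.* Let $\Pi_\sigma$ be the unitary permuting the wires by $\pi_\sigma$. Conjugation by $\Pi_\sigma$ turns each gate of a layer into its image, and $\pi_\sigma$ permutes the gates of the layer, so $\Pi_\sigma C\Pi_\sigma^{-1}=C$. Since $\pi_\sigma$ agrees with $\sigma$ on $X$, it maps $A$ to $A$, and $|0\cdots0\rangle_A$ is invariant. Hence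
$$e^{i\theta}U\psi\otimes|0\rangle=\Pi_\sigma C\Pi_\sigma^{-1}(\psi\otimes|0\rangle)=\Pi_\sigma C(P_\sigma^{-1}\psi\otimes|0\rangle)=e^{i\theta}P_\sigma UP_\sigma^{-1}\psi\otimes|0\rangle.\qquad\square$$

The question is the converse. *Given a finite group $\Gamma$ acting on a finite set $X$ of input qubits, can every $\Gamma$-symmetric unitary be implemented by a $\Gamma$-symmetric circuit?* It is posed in Davi Castro-Silva, Tom Gur, Sergii Strelchuk, "Symmetric quantum computation", arXiv:2501.01214 (2025). There the answer "yes" is stated, in this model, for $\Gamma=\mathcal S_n$ acting naturally on $n$ qubits. The difficulty is visible in the definitions: symmetry of a unitary is a property of one matrix, whereas symmetry of a circuit is demanded layer by layer, and layers cannot contain overlapping gates. The answer is yes in general.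

**Theorem A (universality).** Let $\Gamma$ be a finite group acting on a finite set $X$, $|X|=n$, and let $U$ be a $\Gamma$-symmetric unitary. Then some $\Gamma$-symmetric circuit $C$ satisfies $C(|\psi\rangle|0\cdots0\rangle)=U|\psi\rangle|0\cdots0\rangle$ for all $\psi$, with no extra phase. Moreover $C$ uses $|\Gamma|+|\Gamma|(n+|\Gamma|)$ ancillas, and $\sigma\mapsto\pi_\sigma$ is a group action on the wires.

With Proposition 0, the unitaries implementable by $\Gamma$-symmetric circuits are exactly the $\Gamma$-symmetric ones, up to phase.

**Theorem B (uniform skeleton).** For fixed $(\Gamma,X)$ a single circuit skeleton suffices for all $\Gamma$-symmetric $U$: wire set, depth, positions and types of all gates are fixed. The only parameters that depend on $U$ are the angles of gates $e^{i\theta\mathsf Z}$, $e^{i\theta\mathsf X}$, $e^{i\theta}I$. In particular the depth is bounded by a constant depending only on $(\Gamma,X)$.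

**Theorem C (when two-qubit gates suffice).** Restrict the threshold gates to $m=1$ (so CNOT and single-qubit gates). Then $\Gamma$-symmetric circuits are universal for $\Gamma$-symmetric unitaries on $X$ if and only if all points of $X$ have the same stabilizer, i.e. if and only if the effective quotient of $\Gamma$ acts semiregularly on $X$. For example, they are not universal for $\mathcal S_n$, $n\ge3$, acting naturally.

**Corollary D (channels).** Every $\Gamma$-covariant channel on the input qubits is realized exactly by a $\Gamma$-symmetric circuit with $|0\rangle$-ancillas, followed by discarding a $\Gamma$-invariant set of ancillas.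

## 3. A cyclic shift and a fixed point, by hand

If $\Gamma$ is trivial, symmetry is no condition and exact universality of CNOT with $U(2)$ is all we need. We try two small nontrivial cases.

*The shift for $\mathcal C_3$.* No two input wires can be joined by a CNOT, as we saw. Ancillas get around this. Take $a_1,a_2,a_3$ with $\pi_\kappa(a_i)=a_{i+1}$ and use the four layers (each for all $i$ modulo $3$)
$$\mathrm{CNOT}_{i\to a_i},\qquad \mathrm{CNOT}_{a_i\to i},\qquad \mathrm{CNOT}_{a_i\to i+1},\qquad \mathrm{CNOT}_{i+1\to a_i}.$$
Start from $x_i$ on wire $i$ and $0$ on $a_i$. After the first layer $a_i$ holds $x_i$. After the second, wire $i$ holds $0$. After the third, wire $i+1$ holds $x_i$. After the fourth, $a_i$ holds $0$. Every layer is invariant and has disjoint gates. So $P_\kappa$ is implemented by a $\mathcal C_3$-symmetric circuit: the data moves out to the ancillas along one matching and returns along another.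

*A fixed point.* Let $\Gamma$ be of order $2$, exchanging inputs $1,2$ and fixing input $3$, and let $U=\mathrm{CZ}_{13}\mathrm{CZ}_{23}$. A CNOT between $1$ and $3$ would bring its mirror image between $2$ and $3$ into the same layer, and the two overlap at $3$. But a threshold gate has an unordered control set, so $\mathrm{Th}^2_t$ with controls $\{1,2\}$ and target $3$ is an invariant layer by itself. Performing $\mathrm{Th}^2_1$ and then $\mathrm{Th}^2_2$ flips wire $3$ by $x_1\oplus x_2$, i.e. it performs $\mathrm{CNOT}_{1\to3}\mathrm{CNOT}_{2\to3}$. Surrounding this with $\mathsf H$ on wire $3$ gives exactly $U$.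

The second example shows what threshold gates are for: together they make a parity gate with a symmetric set of controls. The next section uses this to produce every invariant diagonal unitary.

## 4. Exact phases for invariant functions

A function $f$ on $\{0,1\}^V$ is $\Gamma$-invariant if $f(\sigma v)=f(v)$ for all $\sigma,v$.

**Lemma 1.** Let $V\ne\emptyset$ be a finite $\Gamma$-set of wires and $f:\{0,1\}^V\to\mathbb R$ be $\Gamma$-invariant. Add ancillas $V\times\Gamma$ with action $\sigma(w,g)=(\sigma w,\sigma g)$. There is a circuit on $V\sqcup(V\times\Gamma)$, each layer invariant under this action, which maps $|v\rangle|0\cdots0\rangle\mapsto e^{if(v)}|v\rangle|0\cdots0\rangle$ for all $v\in\{0,1\}^V$. Its skeleton does not depend on $f$.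

The plan is to make one copy of $v$ for each $g\in\Gamma$, to let copy $g$ be read in "the frame of $g$", to do ordinary unsymmetric computation in all the copies in parallel, and then to erase the copies. Put $m=|\Gamma|$.

**Step 1: fan-out.** *Purpose: copy each bit $v_w$ to all wires $(w,g)$, although one control with several targets cannot be done as one layer of CNOTs.* Apply $\mathsf H$ to all wires of $V\sqcup(V\times\Gamma)$. For $t=1,\dots,m$ in turn, apply the layer consisting, for every $w\in V$, of $\mathrm{Th}^m_t$ with controls $\{(w,g):g\in\Gamma\}$ and target $w$. Then apply $\mathsf H$ to all wires again.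

In a threshold layer the gates for different $w$ use disjoint wires. The element $\sigma$ sends the control set of $w$ to $\{(\sigma w,\sigma g):g\in\Gamma\}=\{(\sigma w,g'):g'\in\Gamma\}$ and the target to $\sigma w$, so the gate for $w$ goes to the gate for $\sigma w$. The layer is invariant, and so are the $\mathsf H$ layers.

If $k$ of the controls $(w,g)$ are $1$, the $m$ gates on target $w$ flip it $\sum_{t=1}^m[k\ge t]=k$ times. So their product is $\prod_g\mathrm{CNOT}_{(w,g)\to w}$. Conjugation of a CNOT by $\mathsf H\otimes\mathsf H$ exchanges control and target. Step 1 therefore implements $\prod_{w,g}\mathrm{CNOT}_{w\to(w,g)}$, and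
$$|v\rangle|0\cdots0\rangle\mapsto|v\rangle\bigotimes_{w,g}|v_w\rangle_{(w,g)}.$$

**Step 2: local phases.** *Purpose: produce the phase $e^{if(v)}$ by unsymmetric computation done in parallel.* Call $\{(w,g):w\in V\}$ block $g$, and say that the wire $(gp,g)$ has position $p\in V$ in block $g$. For fixed $g$, every wire of block $g$ has exactly one position. Since
$$\sigma(gp,g)=((\sigma g)p,\sigma g),$$
the element $\sigma$ sends position $p$ of block $g$ to position $p$ of block $\sigma g$: blocks are permuted and positions are preserved. Consequently *any* sequence of single-qubit gates and CNOTs on wires labeled by positions, with no symmetry assumed, can be executed one gate at a time, simultaneously in all blocks. Each layer contains one gate per block, so its gates are disjoint, and it is invariant.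

Position $p$ of block $g$ holds $v_{gp}=(g^{-1}v)_p$. So block $g$ holds the string $g^{-1}v$. We apply the diagonal unitary $|u\rangle\mapsto e^{if(u)/m}|u\rangle$ in each block. Expand
$$\frac fm=\sum_{S\subseteq V}\theta_S\chi_S,\qquad\chi_S(u)=(-1)^{\sum_{s\in S}u_s},$$
which is possible with real $\theta_S$ because the $\chi_S$ form a basis of the real functions on $\{0,1\}^V$. For each $S\neq\emptyset$ pick $s_0\in S$, apply CNOTs from each $s\in S\setminus\{s_0\}$ onto $s_0$, then $e^{i\theta_S\mathsf Z}$ on $s_0$, then undo the CNOTs. At the middle moment $s_0$ carries the parity of $u$ on $S$, so the phase is $e^{i\theta_S\chi_S(u)}$. For $S=\emptyset$ apply the scalar gate $e^{i\theta_\emptyset}I$ at a fixed position. The total phase over all blocks is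
$$\exp\Big(\frac im\sum_{g\in\Gamma}f(g^{-1}v)\Big)=e^{if(v)},$$
because $f$ is invariant and there are $m$ blocks.

**Step 3: erasing.** *Purpose: return the ancillas to $|0\rangle$.* Repeat Step 1. The unitary of Step 1 is a product of commuting involutive CNOTs, so it is its own inverse, and Step 2 has only multiplied basis states by phases. If all subsets $S$ are processed, including those with $\theta_S=0$, only the angles $\theta_S$ depend on $f$. $\square$

*Example.* Let $\Gamma=\{1,s\}$ exchange the wires $V=\{1,2\}$, and let $f(v)=\pi v_1v_2$, so the target is $\mathrm{CZ}$. Block $1$ has positions $1,2$ on the wires $(1,1),(2,1)$. Block $s$ has positions $1,2$ on the wires $(2,s),(1,s)$. After the fan-out they hold $(v_1,v_2)$ and $(v_2,v_1)$. With $v_1v_2=\frac14(1-\chi_{\{1\}}-\chi_{\{2\}}+\chi_{\{1,2\}})$ and the factor $\frac1m=\frac12$, the angles are $\pm\pi/8$. Each block contributes the phase $e^{i\pi v_1v_2/2}$, and together they give $(-1)^{v_1v_2}$.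

## 5. Orbits of bit strings do not determine the group

We can now perform, on the input register, all layers $u^{\otimes X}$ and, by Lemma 1 with $V=X$, all invariant diagonal unitaries. A sensible first attempt is to hope that these generate every $\Gamma$-symmetric unitary. For $\mathcal C_3$ this fails, and we can see exactly why.

An invariant diagonal unitary is a function of the orbit of the string. The orbits of $\mathcal C_3$ on $\{0,1\}^3$ are the weight classes, which are also the orbits of $\mathcal S_3$. So every invariant diagonal unitary for $\mathcal C_3$ commutes with $P_\tau$ for all $\tau\in\mathcal S_3$. So does every $u^{\otimes3}$. Hence everything generated this way is $\mathcal S_3$-symmetric and lies in a commutant of dimension $20$, while the $\mathcal C_3$-symmetric operators have dimension $24$. The shift $P_\kappa$, which we implemented by hand, is out of reach.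

The obstruction is precise. A permutation of $X$ that preserves every $\Gamma$-orbit on $\{0,1\}^X$ commutes with all the operations used, even if it is not in $\Gamma$. *The orbits of strings on $X$ may be too coarse to remember $\Gamma$.*

## 6. A regular register that sees the group

We therefore enlarge the register on which Lemma 1 is applied, so that orbits of strings do remember $\Gamma$. Let $B=\Gamma$ be a set of ancilla wires with the left regular action and put $V=X\sqcup B$. Write basis states of the $V$-register as $|x,b\rangle$. Let $0$ be the all-zero string, and let $e_g\in\{0,1\}^B$ be the string with a single $1$, at $g$. Then $\sigma e_g=e_{\sigma g}$, so $e_1$ has trivial stabilizer. The orbit of $(x,e_1)$ is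
$$P_x=\{(gx,e_g):g\in\Gamma\},$$
which contains exactly one string with $B$-part $e_1$, namely $(x,e_1)$. Thus $P_x\neq P_z$ whenever $x\ne z$, even when $x,z$ lie in one $\Gamma$-orbit.

The obstruction of Section 5 is now gone. Suppose a permutation of $V$ acts as $\tau$ on $X$, as some $\beta$ on $B$, and preserves every $P_x$. If $\beta$ sends $e_1$ to $e_g$, then $(\tau x,e_g)\in P_x$, so $\tau x=gx$ for every string $x$. Hence $\tau$ acts on $X$ as $g$ does, so it is the action of an element of $\Gamma$.

There is a good way to picture the one-hot sector $\mathrm{span}\{|x,e_g\rangle\}$. Read $|gx,e_g\rangle$ as "the string $x$, seen from the frame $g$". The symmetry sends it to $|\sigma gx,e_{\sigma g}\rangle$, the same $x$ seen from $\sigma g$. So the symmetry acts only on the frame, and the operator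
$$E_{xz}=\sum_{g\in\Gamma}|gx,e_g\rangle\langle gz,e_g|$$
that replaces $z$ by $x$ in every frame behaves like the plain matrix unit $|x\rangle\langle z|$, with no symmetry restriction. For $\mathcal C_3$, $x=100$, $z=000$,
$$E_{xz}=|100,e_1\rangle\langle000,e_1|+|010,e_\kappa\rangle\langle000,e_\kappa|+|001,e_{\kappa^2}\rangle\langle000,e_{\kappa^2}|.$$

One obstacle remains. The ancillas $B$ start in $b=0$, not in a one-hot state, and must end there. We shall step from $b=0$ into the one-hot sector, where we are free, and step back. The combination of "in" and "back" will be a commutator, so we work with Lie algebras of generators. Commutators of generators can be approximated by short products of exponentials, but approximation is not enough: the implementation must be exact. The next section removes this worry.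

## 7. Exact products of exponentials from a generated Lie algebra

We recall one textbook fact. Every Lie subalgebra $\mathfrak g$ of the skew-Hermitian $N\times N$ matrices is the Lie algebra of a unique connected immersed Lie subgroup $L\subseteq U(N)$, and $L$ is generated by $\exp(\mathfrak g)$. The topology of $L$ may be finer than the one it inherits from $U(N)$: for $\mathfrak g=\mathbb R\,\mathrm{diag}(i,i\sqrt2)$, the group $L$ is a line wound densely on a torus.

**Lemma 2.** Let $H_1,\dots,H_k$ be skew-Hermitian $N\times N$ matrices, let $\mathfrak g$ be the real Lie algebra they generate, and let $G$ be the group generated (as an abstract group) by all $e^{tH_j}$, $t\in\mathbb R$. Then $e^Y\in G$ for all $Y\in\mathfrak g$. Moreover, for any compact $\mathcal K\subset\mathfrak g$ there is one sequence $j_1,\dots,j_\ell$ such that every $e^Y$, $Y\in\mathcal K$, equals $e^{s_1H_{j_1}}\cdots e^{s_\ell H_{j_\ell}}$ for some real $s_i$.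

Let $L$ be the connected Lie subgroup with Lie algebra $\mathfrak g$. Clearly $G\subseteq L$.

**Step 1: conjugates of the generators span $\mathfrak g$.** *Purpose: replace brackets, which are not group operations, by conjugations, which are.* Let
$$\mathfrak v=\mathrm{span}_{\mathbb R}\{gH_jg^{-1}:g\in G,\ 1\le j\le k\}.$$
For $Y\in\mathfrak g$ we have $e^{tH_j}Ye^{-tH_j}=e^{t\,\mathrm{ad}H_j}Y$, which lies in $\mathfrak g$ since $\mathfrak g$ is a finite-dimensional, hence closed, space invariant under $\mathrm{ad}H_j$. So $\mathfrak v\subseteq\mathfrak g$. The space $\mathfrak v$ is invariant under conjugation by $G$. Differentiating $e^{tH_i}Ye^{-tH_i}\in\mathfrak v$ at $t=0$ gives $[H_i,\mathfrak v]\subseteq\mathfrak v$. By the Jacobi identity, $\{Y:[Y,\mathfrak v]\subseteq\mathfrak v\}$ is a Lie algebra. It contains all $H_i$, hence it contains $\mathfrak g$, and in particular $\mathfrak v$. So $[\mathfrak v,\mathfrak v]\subseteq\mathfrak v$, i.e. $\mathfrak v$ is a Lie algebra. It contains all $H_j$ (take $g=1$), so $\mathfrak v=\mathfrak g$.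

**Step 2: a neighborhood of $1$ in $L$.** *Purpose: reach an open set by products of fixed length.* By Step 1 choose a basis $Y_a=g_aH_{j_a}g_a^{-1}$, $a=1,\dots,d$, of $\mathfrak g$ with $g_a\in G$, and put
$$F(t)=\prod_{a=1}^dg_ae^{t_aH_{j_a}}g_a^{-1}=\prod_{a=1}^de^{t_aY_a}\in G,\qquad t\in\mathbb R^d.$$
As a map $\mathbb R^d\to L$ it is smooth, $F(0)=1$, and $dF_0(t)=\sum_at_aY_a$ is invertible onto $\mathfrak g$. By the inverse function theorem $F(\mathbb R^d)$ contains an open neighborhood $\mathcal N_0$ of $1$ in $L$. Let $\mathcal N=\mathcal N_0\cap\mathcal N_0^{-1}$, an open symmetric neighborhood of $1$.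

**Step 3: all of $L$, and compact sets uniformly.** *Purpose: conclude exactly, with a common length.* The union $\bigcup_r\mathcal N^r$ is an open subgroup of $L$. Its cosets are open, so it is also closed, and since $L$ is connected it equals $L$. As $\mathcal N\subseteq F(\mathbb R^d)\subseteq G$, we get $L\subseteq G$, so $e^Y\in L\subseteq G$ for $Y\in\mathfrak g$. If $\mathcal K\subset\mathfrak g$ is compact, then $\exp(\mathcal K)$ is compact in $L$, because $\exp:\mathfrak g\to L$ is continuous. The sets $\mathcal N^r$ are open and increase with $r$ (as $1\in\mathcal N$), so $\exp(\mathcal K)\subseteq\mathcal N^r\subseteq F(\mathbb R^d)^r$ for some $r$. Each $g_a$ is a fixed word in the $e^{tH_j}$, so the elements of $F(\mathbb R^d)^r$ all have one common form $e^{s_1H_{j_1}}\cdots e^{s_\ell H_{j_\ell}}$. $\square$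

## 8. Through the one-hot sector and back: proof of Theorem A

Let $V=X\sqcup B$ as in Section 6, and set
$$T=\sum_{w\in V}\mathsf X_w,\qquad \Pi_P=\sum_{v\in P}|v\rangle\langle v|\quad\text{for each }\Gamma\text{-orbit }P\subseteq\{0,1\}^V.$$
Let $\mathfrak g$ be the real Lie algebra generated by $iT$ and all $i\Pi_P$. The matrix entry of $T$ between two strings is $1$ if they differ in exactly one bit (we say they are adjacent) and $0$ otherwise.

**Step 1: everything in $\mathfrak g$ is implementable.** *Purpose: turn the problem into one about $\mathfrak g$.* The unitary $e^{isT}$ is the invariant layer applying $e^{is\mathsf X}$ to every wire of $V$. The unitary $e^{is\Pi_P}$ is implemented by Lemma 1 with $f=s\mathbf 1_P$. All uses of Lemma 1 share the ancillas $V\times\Gamma$, which are returned to $|0\rangle$ each time. The wires are $X\sqcup B\sqcup(V\times\Gamma)$, with an action of $\Gamma$ extending that on $X$. Lemma 2 now gives: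

(∗) For every $Y\in\mathfrak g$, the unitary $e^Y$ on the $V$-register is implemented exactly, with no extra phase, by a $\Gamma$-symmetric circuit with ancillas $V\times\Gamma$.

**Claim.** Let $K$ be a skew-Hermitian operator on the $X$-register commuting with all $P_\sigma$. Then $\mathfrak g$ contains an element $\hat K=K\otimes|0\rangle\langle0|_B+K'$, where $K'=\Pi_1K'\Pi_1$ and $\Pi_1$ is the projection onto $\mathrm{span}\{|x,e_g\rangle\}$. Moreover $\hat K$ can be chosen real-linearly in $K$.

**Step 2: the Claim implies Theorem A.** *Purpose: see that whatever $\hat K$ does in the one-hot sector is harmless.* Let $U$ be $\Gamma$-symmetric with spectral projections $Q_\lambda$, and put $K=\sum_\lambda(\log\lambda)Q_\lambda$ with $\log\lambda\in i(-\pi,\pi]$. Then $e^K=U$ and $K$ is skew-Hermitian. The $Q_\lambda$ are polynomials in $U$, so $K$ commutes with all $P_\sigma$. The operator $\hat K$ is block diagonal with respect to the sectors $b=0$ and $b\in\{e_g\}$ and vanishes elsewhere, so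
$$e^{\hat K}|\psi\rangle|0\rangle_B=(e^K|\psi\rangle)|0\rangle_B=U|\psi\rangle|0\rangle_B .$$
Apply (∗) to $Y=\hat K$. The ancillas are $B\sqcup(V\times\Gamma)$, of number $|\Gamma|+|\Gamma|(n+|\Gamma|)$, and $\Gamma$ acts on all wires.

It remains to prove the Claim.

**Step 3: separating orbits.** *Purpose: cut from $T$ the part that connects one given pair of orbits.* For $Y\in\mathfrak g$, $e^{is\Pi_P}Ye^{-is\Pi_P}=e^{s\,\mathrm{ad}(i\Pi_P)}Y\in\mathfrak g$. So conjugation by $e^{is\Pi_P}$ preserves $\mathfrak g$. Put $D_P=e^{i\pi\Pi_P}=1-2\Pi_P$, which is its own inverse. It is diagonal with entry $-1$ on $P$ and $+1$ elsewhere. Hence $M\mapsto M-D_PMD_P$ doubles the matrix entries of $M$ with exactly one index in $P$ and kills all the others. Let $P\ne Q$ be orbits, which are disjoint, and apply this for $P$ and then for $Q$ to $T$. The entries that survive have one index in $P$ and the other in $Q$, and they are multiplied by $4$: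
$$T-D_PTD_P-D_QTD_Q+D_QD_PTD_PD_Q=4(\Pi_PT\Pi_Q+\Pi_QT\Pi_P).$$
Therefore $i(\Pi_PT\Pi_Q+\Pi_QT\Pi_P)\in\mathfrak g$. Conjugating by $e^{i\theta\Pi_P}$ gives $i(e^{i\theta}\Pi_PT\Pi_Q+e^{-i\theta}\Pi_QT\Pi_P)\in\mathfrak g$. Multiply by $r\ge0$ and write $c=rie^{i\theta}$, so that $-\bar c=rie^{-i\theta}$. Thus
$$c\,\Pi_PT\Pi_Q-\bar c\,\Pi_QT\Pi_P\in\mathfrak g\qquad\text{for all }c\in\mathbb C.\tag{1}$$

**Step 4: two families inside $\mathfrak g$.** *Purpose: evaluate (1) on the orbits that see the group.* For $x,z\in\{0,1\}^X$ define, beside $E_{xz}$ from Section 6,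
$$S_x=\sum_{g\in\Gamma}|gx,e_g\rangle\langle gx,0|,\qquad M_{xz}=\sum_{g\in\Gamma}|gx,e_g\rangle\langle gz,0|.$$
The operator $S_x$ is a step from $b=0$ into the one-hot sector that leaves the string alone. $M_{xz}$ is such a step that also changes $z$ to $x$. Let $Q_x=\{(gx,0):g\in\Gamma\}$ be the orbit of $(x,0)$. We know that $P_x\ne P_z$ for $x\ne z$, and clearly $P_x\neq Q_x$.

Let $x,z$ be adjacent. When are $(gx,e_g)\in P_x$ and $(hz,e_h)\in P_z$ adjacent? If $g\ne h$, then $e_g,e_h$ already differ in two bits, so they are not. If $g=h$, the $B$-parts agree and $gx,gz$ differ in exactly one bit, so they are. Hence $\Pi_{P_x}T\Pi_{P_z}=E_{xz}$, and taking adjoints $\Pi_{P_z}T\Pi_{P_x}=E_{zx}$.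

Next, for any $x$, take $(gx,e_g)\in P_x$ and $(y,0)\in Q_x$. The $B$-parts differ in exactly one bit, so the strings are adjacent if and only if $y=gx$. Hence $\Pi_{P_x}T\Pi_{Q_x}=S_x$. From (1), for all $c\in\mathbb C$,
$$cE_{xz}-\bar cE_{zx}\in\mathfrak g\ \ (x,z\text{ adjacent}),\qquad cS_x-\bar cS_x^*\in\mathfrak g\ \ (\text{all }x).\tag{2}$$

**Step 5: all $E_{xz}$.** *Purpose: full freedom in the one-hot sector.* From $\langle gy,e_g|hz,e_h\rangle=\delta_{gh}\delta_{yz}$ we get
$$E_{xy}E_{zw}=\delta_{yz}E_{xw},\qquad E_{xz}^*=E_{zx},$$
the rules for matrix units. For distinct $x,y,z$ consider $[cE_{xy}-\bar cE_{yx},\,E_{yz}-E_{zy}]$. Among the products in the first order only $cE_{xy}E_{yz}=cE_{xz}$ is nonzero. Among those in the reverse order only $(-E_{zy})(-\bar cE_{yx})=\bar cE_{zx}$ is nonzero. So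
$$[cE_{xy}-\bar cE_{yx},\,E_{yz}-E_{zy}]=cE_{xz}-\bar cE_{zx}.$$
Given $x\neq z$, choose a simple path $x=x_0,x_1,\dots,x_\ell=z$ in the hypercube, which is connected. If $cE_{x_0x_k}-\bar cE_{x_kx_0}\in\mathfrak g$ for all $c$, then the identity with the distinct strings $x_0,x_k,x_{k+1}$, together with (2) for the adjacent pair $x_k,x_{k+1}$, gives the same for $x_0,x_{k+1}$. By induction,
$$cE_{xz}-\bar cE_{zx}\in\mathfrak g\qquad\text{for all }x\ne z,\ c\in\mathbb C.\tag{3}$$

**Step 6: all $M_{xz}$.** *Purpose: step into the one-hot sector and change the string there.* Let $x\ne z$. The $E$'s act within the one-hot sector and vanish on $b=0$, and $S_z$ maps the $b=0$ sector into the one-hot sector and vanishes elsewhere. So $S_zE=0$ and $ES_z^*=0$ for every $E=E_{\cdot\cdot}$. Moreover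
$$E_{xz}S_z=\sum_{g,h}|gx,e_g\rangle\langle gz,e_g|hz,e_h\rangle\langle hz,0|=M_{xz},\qquad E_{zx}S_z=0,$$
the latter because $x\neq z$. Taking adjoints, $S_z^*E_{zx}=M_{xz}^*$ and $S_z^*E_{xz}=0$. Hence
$$(cE_{xz}-\bar cE_{zx})(S_z-S_z^*)=cM_{xz},\qquad(S_z-S_z^*)(cE_{xz}-\bar cE_{zx})=\bar cM_{xz}^*,$$
and the commutator of the two elements of $\mathfrak g$ is $cM_{xz}-\bar cM_{xz}^*$. For $x=z$ we have $M_{xx}=S_x$ and can use (2). So
$$cM_{xz}-\bar cM_{xz}^*\in\mathfrak g\qquad\text{for all }x,z,\ c\in\mathbb C.\tag{4}$$

**Step 7: return to $b=0$.** *Purpose: step in by $M_{xz}$, back by $S_x^*$, and read off what happened to the string.* For all $x,z,c$ let $R=[S_x-S_x^*,\,cM_{xz}-\bar cM_{xz}^*]\in\mathfrak g$. Both $S_x$ and $M_{xz}$ map $b=0$ into the one-hot sector and vanish elsewhere, so $S_xM_{xz}=M_{xz}S_x=0$, and likewise for adjoints. Expanding,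
$$R=\big(cM_{xz}S_x^*-\bar cS_xM_{xz}^*\big)-\big(cS_x^*M_{xz}-\bar cM_{xz}^*S_x\big).$$
The first bracket is supported on the one-hot sector, the second on $b=0$, and $R$ vanishes on all other sectors. Now
$$S_x^*M_{xz}=\sum_{h,g}|hx,0\rangle\langle hx,e_h|gx,e_g\rangle\langle gz,0|=A_{xz}\otimes|0\rangle\langle0|_B,\qquad A_{xz}:=\sum_{g\in\Gamma}|gx\rangle\langle gz|.$$
So the $b=0$ block of $-R$ is $(cA_{xz}-\bar cA_{xz}^*)\otimes|0\rangle\langle0|_B$. The frame label is gone, and what is left is an orbit sum over pairs of strings. For $\mathcal C_3$, $x=100$, $z=010$, it is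
$$A_{xz}=|100\rangle\langle010|+|010\rangle\langle001|+|001\rangle\langle100|,$$
which is not $\mathcal S_3$-symmetric: conjugation by the transposition $(1\,2)$ would require the term $|010\rangle\langle100|$. This is just the kind of operator that Section 5 could not reach.

**Step 8: the $A_{xz}$ suffice.** *Purpose: write the given $K$ as a combination.* Since $K$ commutes with all $P_\sigma$, averaging gives
$$K=\frac1{|\Gamma|}\sum_{\sigma}P_\sigma KP_\sigma^*=\frac1{|\Gamma|}\sum_{x,z}K_{xz}\sum_\sigma|\sigma x\rangle\langle\sigma z|=\frac1{|\Gamma|}\sum_{x,z}K_{xz}A_{xz}.$$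
Since $K^*=-K$,
$$K=\tfrac12(K-K^*)=\frac1{2|\Gamma|}\sum_{x,z}\big(K_{xz}A_{xz}-\overline{K_{xz}}A_{xz}^*\big).$$
Each bracket is the $b=0$ block of $-R$ with $c=K_{xz}$. Hence
$$\hat K:=-\frac1{2|\Gamma|}\sum_{x,z}\big[S_x-S_x^*,\,K_{xz}M_{xz}-\overline{K_{xz}}M_{xz}^*\big]\in\mathfrak g$$
has $b=0$ block $K\otimes|0\rangle\langle0|_B$, a one-hot block, and nothing else. It is real-linear in $K$. This proves the Claim and Theorem A. $\blacksquare$

## 9. Compactness and a fixed skeleton: proof of Theorem B

In Step 2 of the previous proof the logarithm satisfies $\|K\|\le\pi$. The skew-Hermitian $K$ of norm at most $\pi$ that commute with all $P_\sigma$ form a compact set. Since $K\mapsto\hat K$ is real-linear, hence continuous, all the $\hat K$ that occur lie in a compact set $\mathcal K\subset\mathfrak g$. The second part of Lemma 2 gives one sequence of generators from $\{iT\}\cup\{i\Pi_P\}$ such that every $e^{\hat K}$ is the product of their exponentials, in that order, with suitable real parameters $s_i$. The circuit for $e^{isT}$ is one layer of gates $e^{is\mathsf X}$. By Lemma 1 the circuit for $e^{is\Pi_P}$ has a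 fixed skeleton, and only the angles of its gates $e^{i\theta\mathsf Z}$ and of its scalar gates depend on $s$. Concatenating, we get one skeleton for all $U$. $\blacksquare$

## 10. Two-wire gates propagate stabilizers: proof of Theorem C

First, the two forms of the condition agree. If all $\Gamma_x$ equal one group $N$, then $N=\bigcap_x\Gamma_x$ is the kernel of the action, and $\Gamma/N$ acts freely. Conversely, if $\Gamma$ modulo the kernel acts freely, every $\Gamma_x$ is the kernel. If $X=\emptyset$, the only unitaries are scalars and there is nothing to prove.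

**Step 1: a wire fixed by the symmetry fixes its neighbors.** *Purpose: show that in a circuit of two-wire gates, inputs that interact have equal stabilizers.* Let $C$ be a $\Gamma$-symmetric circuit using only single-qubit gates and gates $\mathrm{Th}^1_t$. Form the graph on the wires with an edge for each two-wire gate of $C$. Let $x'\in X$, $\sigma\in\Gamma_{x'}$, and let $\pi_\sigma$ be any bijection as in the definition. It fixes $x'$. Suppose $\pi_\sigma$ fixes a wire $w$, and a gate of some layer acts on $\{w,w'\}$. Its image is a gate of the same layer acting on $\pi_\sigma(w)=w$. Gates of a layer are disjoint, so only one gate of the layer touches $w$, and the image is the gate itself. Since roles are preserved, $\pi_\sigma(w')=w'$. Moving along edges, $\pi_\sigma$ fixes the whole connected component of $x'$. So if $x',y'\in X$ lie in one component, then $\Gamma_{x'}\subseteq\Gamma_{y'}$, and by symmetry $\Gamma_{x'}=\Gamma_{y'}$.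

**Step 2: necessity.** *Purpose: exhibit a symmetric unitary that needs interaction between different stabilizers.* Suppose $\Gamma_x\ne\Gamma_y$ for some $x,y\in X$. By Step 1, $x$ and $y$ lie in different components. Let $X_1\ni x$ be the set of inputs in the component of $x$ and $X_2=X\setminus X_1\ni y$. Then $C=C_1\otimes C_2$, with $C_1$ acting on that component and $C_2$ on the remaining wires. Hence if $C$ implements $U$, then for a product input $\psi_1\otimes\psi_2$ across $X_1|X_2$ the output $e^{i\theta}U(\psi_1\otimes\psi_2)\otimes|0\cdots0\rangle$ is the product $C_1(\psi_1\otimes|0\rangle)\otimes C_2(\psi_2\otimes|0\rangle)$. Applying $\langle0\cdots0|$ on the ancillas, $U(\psi_1\otimes\psi_2)$ is a product across $X_1|X_2$.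

The unitary $1-2|1^n\rangle\langle1^n|$ is $\Gamma$-symmetric, since the all-ones string is fixed. Applied to $|+\rangle^{\otimes n}$, a product state, it gives a state whose amplitude matrix across $X_1|X_2$ is proportional to
$$J-2e_1e_2^{\mathsf T}=\begin{pmatrix}a_1&e_1\end{pmatrix}\begin{pmatrix}1&0\\0&-2\end{pmatrix}\begin{pmatrix}a_2&e_2\end{pmatrix}^{\mathsf T}.$$
Here $J=a_1a_2^{\mathsf T}$ is the all-ones $2^{|X_1|}\times2^{|X_2|}$ matrix, $a_1,a_2$ are all-ones vectors, and $e_1,e_2$ are the standard basis vectors of the all-ones strings. Both $X_1,X_2$ are nonempty, so the vectors have length at least $2$, $a_i$ and $e_i$ are linearly independent, and the matrix has rank $2$. The state is entangled across $X_1|X_2$, so this symmetric unitary is not implemented by any such circuit. For $\mathcal S_n$ with $n\ge3$ the stabilizers of $1$ and $2$ differ, so this applies.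

The same argument settles the fixed-point example of Section 3. There the stabilizer of $3$ differs from those of $1,2$, and $\mathrm{CZ}_{13}\mathrm{CZ}_{23}$ sends $|{+}{+}{+}\rangle$ to $\frac1{\sqrt2}(|{+}{+}\rangle|0\rangle+|{-}{-}\rangle|1\rangle)$ (last factor: wire $3$), which is entangled across $12|3$. So there the gates with $m=2$ could not be avoided.

**Step 3: sufficiency.** *Purpose: replace the only use of $m>1$, the fan-out, by CNOT layers.* Suppose all $\Gamma_x$ equal $N$, with $X\ne\emptyset$. Then $N$ is the kernel, hence normal, and $\bar\Gamma=\Gamma/N$ acts freely on $X$. The $\Gamma$-symmetric and $\bar\Gamma$-symmetric unitaries coincide, and a $\bar\Gamma$-symmetric circuit is $\Gamma$-symmetric via $\pi_\sigma:=\pi_{\sigma N}$.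

Run the proof of Theorem A for $\bar\Gamma$. The only gates with $m>1$ are in the fan-out step of Lemma 1 for $V=X\sqcup B$, where now $B=\bar\Gamma$. Both $X$ and $B$ are free $\bar\Gamma$-sets, so $V$ is free. Choose a representative $w_0$ in each orbit of $V$ and put $c(hw_0)=h$. By freeness this is a well-defined map $c:V\to\bar\Gamma$ with $c(\sigma w)=\sigma c(w)$. Replace the fan-out by the layers, one for each $h\in\bar\Gamma$,
$$\{\mathrm{CNOT}_{w\to(w,\,c(w)h)}:w\in V\}.$$
The gates of a layer are disjoint. The element $\sigma$ sends the gate at $w$ to the CNOT from $\sigma w$ to $(\sigma w,\sigma c(w)h)=(\sigma w,c(\sigma w)h)$, which is the gate at $\sigma w$, so the layer is invariant. As $h$ runs over $\bar\Gamma$, so does $c(w)h$. The product of the layers is therefore the required $\prod_{w,g}\mathrm{CNOT}_{w\to(w,g)}$. Step 3 of Lemma 1 uses the same layers, since these CNOTs commute and are involutions. All other gates are single-qubit gates and CNOTs. $\blacksquare$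

## 11. Covariant channels: proof of Corollary D

Write $\mathcal H=(\mathbb C^2)^{\otimes X}$, and let $W_0:\mathcal H\to\mathcal H\otimes\mathcal F$ be a minimal Stinespring dilation of the covariant channel $\mathcal E$, with $k=\dim\mathcal F$.

**Step 1: the environment carries a representation.** *Purpose: make the dilation equivariant.* The isometry $(P_\sigma^*\otimes1)W_0P_\sigma$ dilates $\rho\mapsto P_\sigma^*\mathcal E(P_\sigma\rho P_\sigma^*)P_\sigma=\mathcal E(\rho)$ and has the same environment, so it is also minimal. By uniqueness there is exactly one unitary $\tau_\sigma$ on $\mathcal F$ with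
$$W_0P_\sigma=(P_\sigma\otimes\tau_\sigma)W_0 .$$
From $W_0P_\sigma P_{\sigma'}=(P_\sigma\otimes\tau_\sigma)W_0P_{\sigma'}=(P_\sigma P_{\sigma'}\otimes\tau_\sigma\tau_{\sigma'})W_0$ and uniqueness, $\tau_{\sigma\sigma'}=\tau_\sigma\tau_{\sigma'}$. So $\tau$ is a representation of $\Gamma$.

**Step 2: realizing the environment by qubits.** *Purpose: replace $\mathcal F$ by permuted wires.* Let $E=\Gamma\times\{1,\dots,k\}$ be ancilla wires, with $\Gamma$ acting by left multiplication on the first factor. The one-hot states $|e_{(g,j)}\rangle$ of $(\mathbb C^2)^{\otimes E}$ span $k$ copies of the regular representation. With an orthonormal basis $|1\rangle,\dots,|k\rangle$ of $\mathcal F$ put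
$$R\varphi=\frac1{\sqrt{|\Gamma|}}\sum_{g\in\Gamma}\sum_{j=1}^k\langle j|\tau_{g^{-1}}\varphi\rangle\,|e_{(g,j)}\rangle .$$
Then $\|R\varphi\|^2=\frac1{|\Gamma|}\sum_g\|\tau_{g^{-1}}\varphi\|^2=\|\varphi\|^2$. Substituting $g=\sigma h$ in $R\tau_\sigma\varphi$ gives $\frac1{\sqrt{|\Gamma|}}\sum_{h,j}\langle j|\tau_{h^{-1}}\varphi\rangle|e_{(\sigma h,j)}\rangle$, which is $R\varphi$ with its wires permuted by $\sigma$. So $R$ is an equivariant isometry.

**Step 3: extending to a symmetric unitary.** *Purpose: apply Theorem A.* Put $V'=(1\otimes R)W_0$ and $J\psi=\psi\otimes|0\rangle_E$. Both are equivariant isometries from $\mathcal H$ into $\mathcal H\otimes(\mathbb C^2)^{\otimes E}$, so both images are invariant subspaces equivalent to $\mathcal H$. Their orthogonal complements are representations with equal characters, namely that of the whole space minus that of $\mathcal H$. So they are equivalent, and equivalent unitary representations are unitarily equivalent: if $S$ is an invertible intertwiner, then $S^*S$ commutes with the group, and $S(S^*S)^{-1/2}$ is a unitary intertwiner. Let $Z$ be a unitary intertwiner from $(\mathrm{im}\,J)^\perp$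 to $(\mathrm{im}\,V')^\perp$. Then
$$W=V'J^*+Z(1-JJ^*)$$
is a $\Gamma$-symmetric unitary on the wires $X\sqcup E$ with $WJ=V'$. By Theorem A for the $\Gamma$-set $X\sqcup E$, it is implemented by a $\Gamma$-symmetric circuit. Regard $E$ as ancillas, started in $|0\rangle$. The set $E$ is $\Gamma$-invariant, and discarding it after the circuit gives
$$\mathrm{Tr}_E\,V'\rho V'^*=\mathrm{Tr}_{\mathcal F}\,W_0\rho W_0^*=\mathcal E(\rho),$$
because $R$ is an isometry. $\blacksquare$
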